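\title{Superintegrable metrics on surfaces are real-analytic}

\begin{abstract}
Let the geodesic flow of a $C^\infty$ Riemannian metric on a surface admit two integrals $A,B$, polynomial in momenta, that are functionally independent together with the Hamiltonian. We prove that in every isothermal chart the conformal factor of the metric and all coefficients of $A$ and $B$ are real-analytic at every point. This proves a conjecture that asserts analyticity off a discrete set, and it shows that no exceptional set is needed. If the surface is connected and oriented, there is moreover a nonconstant meromorphic function $\zeta$ on it such that, in the coordinate $\zeta$, the conformal factor and the coefficients are algebraic over $\mathbb C(\zeta,\bar\zeta)$. The proof passes to formal Taylor series at a point. A rigidity argument for derivations on the projective line of momentum directions shows that these series are algebraic over the field of real-analytic functions, and a Baire category argument turns this into analyticity.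
\end{abstract}

\section{Introduction}\label{sec:intro}

Let $M$ be a connected surface with a Riemannian metric $g=(g_{ij})$. Smooth means $C^\infty$, and $M$, $g$ and all functions below are smooth. In local coordinates $(x_1,x_2)$ with conjugate momenta $(p_1,p_2)$, the geodesic flow is the Hamiltonian system on $T^*M$ with Hamiltonian $H=\frac12 g^{ij}p_ip_j$. A function $F\colon T^*M\to\mathbb R$ is an \emph{integral} if $\{F,H\}=0$ for the canonical Poisson bracket, that is, if $F$ is constant along the trajectories of the flow. It is \emph{polynomial in momenta of degree $d$} if in every chart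
\[
F=\sum_{i=0}^d \phi_i(x_1,x_2)\,p_1^{d-i}p_2^{\,i};
\]
such an $F$ is homogeneous in the momenta, and the $\phi_i$ are its \emph{coefficients}. Functions are \emph{functionally independent} if their differentials are linearly independent at almost every point.

The Hamiltonian vector field of $H$ is nonzero off the zero section and is annihilated by the differential of every integral, so at most three integrals can be functionally independent. The metric is \emph{superintegrable} if this bound is attained by integrals polynomial in momenta; we denote them by $H$, $A$, $B$, with $A$ of degree $n$ and $B$ of degree $k$. Where $dH,dA,dB$ are independent, the trajectories are the common level curves of $H,A,B$, so the geodesics are found without solving a differential equation. The Euclidean plane is superintegrable with $A=p_1$ and $B=x_1p_2-x_2p_1$, and the hyperbolic plane $x_2^{-2}(dx_1^2+dx_2^2)$ with $A=p_1$ and $B=x_1p_1+x_2p_2$.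

How regular must such a metric be? The question needs distinguished coordinates: the Euclidean metric becomes $\varphi'(y_1)^2dy_1^2+dy_2^2$ under the substitution $x_1=\varphi(y_1)$, $x_2=y_2$, and this is not analytic when $\varphi'>0$ is not. The natural choice is an \emph{isothermal} chart, in which $g=\lambda(x_1,x_2)(dx_1^2+dx_2^2)$. Such charts exist near every point, and the transition between two of them is holomorphic or antiholomorphic in $x_1+ix_2$, so analyticity in one isothermal chart implies analyticity in all.

A count of equations suggests the answer. The condition $\{H,A\}=0$ is the vanishing of a polynomial of degree $n+1$ in the momenta, hence $n+2$ first-order equations for the $n+2$ unknown functions $\lambda$ and the coefficients of $A$. This system has nonanalytic solutions: if $\lambda=\lambda(x_1)>0$ is any smooth function, then $p_2$ is an integral. One extra integral therefore implies nothing about analyticity. With two extra integrals there are $n+k+4$ equations for $n+k+3$ unknowns. The system is overdetermined, and one expects that it can be solved for the derivatives of the unknowns wherever some determinant does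 not vanish, which would give analyticity there. The following conjecture is posed in \cite{Matveev}.

\begin{quote}
\emph{Suppose that a smooth metric $g=\lambda(x_1,x_2)(dx_1^2+dx_2^2)$ on a connected surface is superintegrable with integrals $A$ and $B$ polynomial in momenta. Then, on the complement of a discrete set of points, $\lambda$ and the coefficients of $A$ and $B$ are real-analytic functions of $x_1,x_2$.}
\end{quote}

We prove the conjecture with empty exceptional set.

\begin{theorem}\label{thm:A}
Let $g=\lambda(dx_1^2+dx_2^2)$ be $C^\infty$ and superintegrable with polynomial integrals $A,B$. Then $\lambda$ and all coefficients of $A$ and $B$ are real-analytic functions of the isothermal coordinates $(x_1,x_2)$, at every point.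
\end{theorem}

The method gives a supplement, which is not needed for Theorem~\ref{thm:A}. If $M$ is oriented, the positively oriented isothermal charts $z=x_1+ix_2$ make it a Riemann surface. In such a chart we use the complex momenta $p=\frac12(p_1-ip_2)$ and $\bar p=\frac12(p_1+ip_2)$. A meromorphic function on $M$ is itself such a chart near every point that is neither a pole nor a critical point.

\begin{theorem}\label{thm:B}
Let in addition $M$ be connected and oriented. Then there is a nonconstant meromorphic function $\zeta$ on the Riemann surface $M$ such that, off the discrete set of poles and critical points of $\zeta$, in the isothermal coordinate $\zeta$ the conformal factor of $g$ and all coefficients of $A$ and $B$ with respect to the momenta $p,\bar p$ are algebraic over $\mathbb C(\zeta,\bar\zeta)$: each of them satisfies an equation $P(\zeta,\bar\zeta,\,\cdot\,)=0$ with a nonzero polynomial $P$ independent of the point.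
\end{theorem}

The proof of Theorem~\ref{thm:A} has three parts.

\emph{A supply of analytic functions.} Written in $p,\bar p$, a polynomial integral has a first and a last nonzero coefficient, and up to a power of $\lambda$ these are holomorphic and antiholomorphic (Section~\ref{sec:complex}). For two linear integrals this almost settles the problem, and Example~\ref{ex:linear} shows what remains.

\emph{Everything else is algebraic over these functions.} In higher degree, explicit elimination is out of reach, since nothing is known about the determinants that occur. We replace it by a criterion from field theory: an element is algebraic over a field $L$ of characteristic $0$ if and only if it is killed by every derivation that kills $L$. To have fields at our disposal we pass to Taylor series at a point (Section~\ref{sec:formal}). A derivation of the coefficient field deforms the rational curve $\varepsilon\mapsto(H^n/A^2,B^n/A^k)$, where $\varepsilon=\bar p/p$ is the direction of the momentum. The deformation is described by two rational functions of $\varepsilon$; these have no poles except at $\varepsilon=\infty$, and they vanish if the derivation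 kills the analytic data at $\varepsilon=0$ and $\varepsilon=\infty$ (Sections~\ref{sec:rigid} and~\ref{sec:alg}). The absence of poles depends on a polynomial relation among $A,B,\{A,B\},H$ (Section~\ref{sec:relation}).

\emph{From Taylor series to functions.} A smooth function on a disc whose Taylor series at every point is algebraic over the analytic functions on that disc is analytic (Section~\ref{sec:reg}).

Theorem~\ref{thm:B} is proved in Section~\ref{sec:B}. In Sections~\ref{sec:complex}--\ref{sec:reg}, $U$ is an open disc in the $(x_1,x_2)$-plane of an isothermal chart, functions on $U$ are complex valued unless said otherwise, and $C^\omega(U)$ is the ring of complex-valued real-analytic functions on $U$. Of functional independence we use only that $dH,dA,dB$ are linearly independent on a dense subset of $T^*U$.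

\section{Complex momenta and the extreme coefficients}\label{sec:complex}

Put $z=x_1+ix_2$. Then $p_1dx_1+p_2dx_2=p\,dz+\bar p\,d\bar z$ and $p\bar p=\frac14(p_1^2+p_2^2)$, so that
\[
H=h\,p\bar p,\qquad h=2/\lambda>0,
\]
and the bracket $\{f,g\}=\sum_i(f_{p_i}g_{x_i}-g_{p_i}f_{x_i})$, whose overall sign plays no role, becomes
\begin{equation}\label{eq:bracket}
\{f,g\}=f_pg_z+f_{\bar p}g_{\bar z}-g_pf_z-g_{\bar p}f_{\bar z}.
\end{equation}
The coefficients of a polynomial in $(p,\bar p)$ and in $(p_1,p_2)$ are related by a constant invertible linear map, so it suffices to prove that $h$ and the coefficients with respect to $p,\bar p$ are analytic. We write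
\[
A=\sum_{j=0}^n a_j\,p^{n-j}\bar p^{\,j},\qquad B=\sum_{j=0}^k b_j\,p^{k-j}\bar p^{\,j}.
\]
Since $A$ is real, $a_{n-j}=\bar a_j$.

The gain is that $H$ is a monomial, so the equation $\{H,F\}=0$ couples only neighboring coefficients. Let $F=\sum_{j=0}^dF_j\,p^{d-j}\bar p^{\,j}$ have smooth complex coefficients on $U$. By \eqref{eq:bracket},
\[
\{H,F\}=h\bar pF_z+hpF_{\bar z}-p\bar p\,(h_zF_p+h_{\bar z}F_{\bar p}),
\]
and the coefficient of $p^{d-j}\bar p^{\,j+1}$ shows that $F$ is an integral if and only if, with $F_{-1}=F_{d+1}=0$,
\begin{equation}\label{eq:chain}
h\,(\partial_zF_j+\partial_{\bar z}F_{j+1})=(d-j)\,h_zF_j+(j+1)\,h_{\bar z}F_{j+1},\qquad -1\le j\le d .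
\end{equation}
For $F\not\equiv0$ on $T^*U$ we call the least $i$ with $F_i\not\equiv0$ on $U$ the \emph{lowest index} of $F$, and the greatest such $i$ the \emph{highest index}.

\begin{lemma}\label{lem:extreme}
Let $F\not\equiv0$ be a complex polynomial integral of degree $d$ on $T^*U$. If $i$ is its lowest index, then $F_i/h^i$ is holomorphic on $U$. If $i$ is its highest index, then $F_i/h^{d-i}$ is antiholomorphic on $U$. In both cases the Taylor series of $F_i$ at every point of $U$ is nonzero.
\end{lemma}

\begin{proof}
For the lowest index, \eqref{eq:chain} with $j=i-1$ reads $h\,\partial_{\bar z}F_i=i\,h_{\bar z}F_i$, which is $\partial_{\bar z}(F_i/h^i)=0$. For the highest index, \eqref{eq:chain} with $j=i$ reads $h\,\partial_zF_i=(d-i)h_zF_i$, which is $\partial_z(F_i/h^{d-i})=0$. A holomorphic or antiholomorphic function that is $\not\equiv0$ on the connected set $U$ has nonzero Taylor series at every point, and multiplying by a power of $h>0$ preserves this.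
\end{proof}

The last assertion is a unique continuation property: a nonzero polynomial integral is not flat at any point. It is what allows us to work with Taylor series of functions that are only known to be smooth.

\begin{example}[two linear integrals]\label{ex:linear}
Let $n=k=1$, $A=ap+\bar a\bar p$, $B=bp+\bar b\bar p$. By \eqref{eq:chain} with $j=-1$, the functions $a$ and $b$ are holomorphic, so only $h$ is in question. Put $u=(\log h)_z$; then $\bar u=(\log h)_{\bar z}$, and \eqref{eq:chain} with $j=0$ gives
\[
au+\bar a\bar u=a'+\overline{a'},\qquad bu+\bar b\bar u=b'+\overline{b'} .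
\]
Eliminating $\bar u$,
\begin{equation}\label{eq:cramer}
\Delta\,u=\bar b\,(a'+\overline{a'})-\bar a\,(b'+\overline{b'}),\qquad \Delta=a\bar b-\bar ab .
\end{equation}
Here $\Delta\not\equiv0$, since otherwise the meromorphic function $b/a$ would be real, hence constant, and $B$ would be a multiple of $A$. So $u$ is analytic off the zero set of $\Delta$. But this set is not discrete in general: in the Euclidean plane $p_1=p+\bar p$ and $x_1p_2-x_2p_1=i(zp-\bar z\bar p)$, so $a=1$, $b=iz$ and $\Delta=-2ix_1$ vanishes on a line. What survives on the zero set is that the smooth function $u$ solves the algebraic equation \eqref{eq:cramer}, whose coefficients are analytic on all of $U$. Proposition~\ref{prop:reg} below then shows that $u$ is analytic everywhere, and with the gradient of $\log h$ also $h$ is analytic.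
\end{example}

In higher degree Lemma~\ref{lem:extreme} controls $F_i/h^i$, which involves the unknown $h$ unless $i=0$. For $A$ we can arrange $i=0$ by removing powers of $H$.

\begin{lemma}\label{lem:reduction}
Let $j$ be the lowest index of $A$ on $U$. Then $A=H^jA'$, where $A'$ is a real polynomial integral of degree $n-2j\ge1$ with lowest index $0$, and $dH,dA',dB$ are independent on a dense subset of $T^*U$. Also $k\ge1$.
\end{lemma}

\begin{proof}
The index $j$ exists because $dA\ne0$ on a dense set. For $l<j$ we have $a_l\equiv0$ and $a_{n-l}=\bar a_l\equiv0$, so $A$ is divisible by $(p\bar p)^j$, and $A'=A/H^j$ is a real polynomial of degree $n-2j$ with smooth coefficients $a_{l+j}/h^j$; the one with $l=0$ is $\not\equiv0$. From $0=\{H,A\}=H^j\{H,A'\}$ we get $\{H,A'\}=0$ off the zero section, hence everywhere by continuity. Since $dA$ is a linear combination of $dH$ and $dA'$, independence of $dH,dA,dB$ at a point implies that of $dH,dA',dB$. An integral $f$ of degree $0$ satisfies $h(\bar pf_z+pf_{\bar z})=0$, so it is constant on $U$; by independence neither $A'$ nor $B$ has degree $0$.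
\end{proof}

The coefficients of $A$ are those of $A'$ multiplied by $h^j$, so it is enough to treat $H,A',B$. \emph{From now on we assume that $n,k\ge1$ and $a_0\not\equiv0$ on $U$.} By Lemma~\ref{lem:extreme}, $a_0$ is holomorphic and $a_n=\bar a_0$ is antiholomorphic. This is where reality of $A$ matters: it makes both end coefficients nonzero at once.

\section{A polynomial relation among $A$, $B$, $\{A,B\}$ and $H$}\label{sec:relation}

Put $C=\{A,B\}$. By the Jacobi identity $C$ is a real polynomial integral, of degree $n+k-1\ge1$.

\begin{lemma}\label{lem:C}
$C\not\equiv0$ on $T^*U$.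
\end{lemma}

\begin{proof}
At a point where $dH,dA,dB$ are independent they span a $3$-dimensional subspace of a $4$-dimensional symplectic space. An isotropic subspace has dimension at most $2$, so one of the brackets $\{H,A\},\{H,B\},\{A,B\}$ is nonzero there, and the first two vanish.
\end{proof}

Four integrals are always functionally dependent, but we need a polynomial relation with constant coefficients. It follows by comparing two growth rates: the space of integrals of degree $N$ has dimension $O(N^2)$, while the number of monomials of degree $N$ in four integrals grows like $N^3$.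

Recall that every point of $U$ has a \emph{strongly convex} neighborhood $W\subset U$: any two points $x,y\in W$ are joined by a unique minimizing geodesic $t\mapsto\exp_x(tv)$, $0\le t\le1$, it lies in $W$, its initial vector $v=\exp_x^{-1}(y)$ depends smoothly on $(x,y)$, and $y\mapsto\exp_x^{-1}(y)$ is a diffeomorphism of $W$ onto an open subset of $T_xW$. We identify vectors and covectors by means of $g$.

\begin{lemma}\label{lem:dim}
The space of real polynomial integrals of degree $N$ on $T^*W$ has dimension at most $(N+1)^2$.
\end{lemma}

\begin{proof}
Choose $x_*\in W$ and $y_1,\dots,y_{N+1}\in W$ such that the vectors $\exp_{x_*}^{-1}(y_i)$ are pairwise nonproportional. By continuity the same holds for $\exp_x^{-1}(y_i)$ when $x$ lies in a neighborhood $V\subset W$ of $x_*$. Let $F$ be an integral of degree $N$ that vanishes on the fibers $T^*_{y_i}W$. Since $F$ is constant along the flow, for $x\in V$ the binary form $F(x,\cdot)$ of degree $N$ vanishes at the $N+1$ pairwise nonproportional covectors $\exp_x^{-1}(y_i)$, hence $F(x,\cdot)=0$. For arbitrary $x\in W$, the form $F(x,\cdot)$ then vanishes on the nonempty open set $\exp_x^{-1}(V)$,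 hence $F(x,\cdot)=0$. So the linear map $F\mapsto(F|_{T^*_{y_i}W})_i$ is injective. Its target is a sum of $N+1$ spaces of binary forms of degree $N$, each of dimension $N+1$.
\end{proof}

\begin{proposition}\label{prop:relation}
Every $c\in U$ has a neighborhood $W$ such that $P(A,B,C,H)=0$ on $T^*W$ for some nonzero polynomial $P$ with constant coefficients.
\end{proposition}

\begin{proof}
Let $W$ be strongly convex and $q=2nk(n+k-1)$. The four integrals $A^{q/n}$, $B^{q/k}$, $C^{q/(n+k-1)}$, $H^{q/2}$ have degree $q$. The monomials of degree $m$ in them are $\binom{m+3}{3}$ real polynomial integrals of degree $qm$, and they correspond to distinct monomials in $A,B,C,H$. For large $m$ we have $\binom{m+3}3>(qm+1)^2$, so they are linearly dependent on $T^*W$ by Lemma~\ref{lem:dim}.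
\end{proof}

\section{Taylor series and the line of directions}\label{sec:formal}

\subsection{Derivations}

A derivation of a field $K$ is an additive map $\delta\colon K\to K$ with $\delta(fg)=f\,\delta g+g\,\delta f$; it is a $\mathbb C$-derivation if it kills the subfield $\mathbb C$. All fields below have characteristic $0$, and we use two standard facts.

\begin{itemize}
\item[(D1)] A derivation extends uniquely to an algebraic extension. If $y$ has minimal polynomial $Q$ over a subfield $L$, then $0=Q^\delta(y)+Q'(y)\,\delta y$ with $Q'(y)\ne0$, where $Q^\delta$ arises by applying $\delta$ to the coefficients. In particular, if $\delta L=0$ then $\delta y=0$, and if $\delta L\subset L$ then $\delta y\in L(y)$.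
\item[(D2)] If $y\in K$ is transcendental over a subfield $L$, there is a derivation $\delta$ of $K$ with $\delta L=0$ and $\delta y=1$: include $y$ in a transcendence basis of $K$ over $L$, take the partial derivative in $y$ on the purely transcendental subfield, and extend it to $K$ by (D1).
\end{itemize}

So $y$ is algebraic over $L$ exactly when every derivation that kills $L$ kills $y$.

\subsection{The coefficient field}

The ring $C^\infty(U)$ has zero divisors and does not embed in a field, but Taylor series do. Fix $c\in U$ and let
\[
\mathcal T_c\colon C^\infty(U)\to\mathbb C[[X,Y]],\qquad \mathcal T_cf=\sum_{i,j\ge0}\frac{\partial_z^{\,i}\partial_{\bar z}^{\,j}f(c)}{i!\,j!}\,X^iY^j .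
\]
This is the Taylor series in $x_1,x_2$ rewritten in $X=z-c$, $Y=\bar z-\bar c$ by an invertible linear substitution; $X$ and $Y$ are independent indeterminates. The map $\mathcal T_c$ is a ring homomorphism, takes $\partial_z,\partial_{\bar z}$ to $\partial_X,\partial_Y$, and is injective on $C^\omega(U)$ because $U$ is connected. Let $K$ be an algebraic closure of the fraction field of $\mathbb C[[X,Y]]$, with $\partial_X,\partial_Y$ extended by (D1). We pass to the algebraic closure so that the poles of a rational function over $K$ are points of $K\cup\{\infty\}$.

\begin{lemma}\label{lem:const}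
If $f\in K$ and $f_X=f_Y=0$, then $f\in\mathbb C$.
\end{lemma}

\begin{proof}
First let $f=g/q$ with $g,q$ coprime in the unique factorization domain $\mathbb C[[X,Y]]$. From $g_Xq=gq_X$ and $g_Yq=gq_Y$ we get $q\mid q_X$ and $q\mid q_Y$. If the lowest homogeneous part of $q$ had degree $m\ge1$, one of $q_X,q_Y$ would have a nonzero term of degree $m-1$ and could not be a multiple of $q$. So $q$ is a unit, $f$ is a power series, and it is constant. For general $f$, applying $\partial_X$ or $\partial_Y$ to the monic minimal equation of $f$ over the fraction field gives an equation of lower degree, which must be trivial. So the coefficients of the minimal equation are killed by $\partial_X,\partial_Y$ and lie in $\mathbb C$. Hence $f$ is algebraic over $\mathbb C$, and $f\in\mathbb C$.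
\end{proof}

Let $K(p,\bar p)$ be the field of rational functions in two indeterminates $p,\bar p$. On it $\partial_X,\partial_Y$ act killing $p,\bar p$, and $\partial_p,\partial_{\bar p}$ act killing $K$. Formula \eqref{eq:bracket}, with $X,Y$ for $z,\bar z$, defines a bracket that is a $\mathbb C$-derivation in each argument. In Sections~\ref{sec:formal} and~\ref{sec:rigid} the letters $h,a_j,b_j,A,B,C,H$ denote the images under $\mathcal T_c$. The identities $\{H,A\}=\{H,B\}=0$, $\{A,B\}=C$ and the relation of Proposition~\ref{prop:relation} persist. By Lemmas~\ref{lem:extreme} and~\ref{lem:C}, the elements $h,a_0,a_n,A,B,C$ are nonzero.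

\subsection{Integrals of degree zero}

Put $\varepsilon=\bar p/p$. Real momenta have $|\varepsilon|=1$, and $\varepsilon$ records their direction; we let $\varepsilon$ range over the whole projective line, on which $\varepsilon=0$ and $\varepsilon=\infty$ are the two null directions, where $H$ vanishes. Write $A=p^n\mathsf A$, $B=p^k\mathsf B$, $C=p^{n+k-1}\mathsf C$ with polynomials $\mathsf A=\sum a_j\varepsilon^j$, $\mathsf B=\sum b_j\varepsilon^j$, $\mathsf C\in K[\varepsilon]$. The combinations
\begin{equation}\label{eq:f12}
f_1=\frac{H^n}{A^2}=\frac{h^n\varepsilon^n}{\mathsf A^2},\qquad f_2=\frac{B^n}{A^k}=\frac{\mathsf B^n}{\mathsf A^k}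
\end{equation}
have degree zero in the momenta and lie in $K(\varepsilon)$. They depend on a point and a direction only and are constant along geodesics, so they play the role of coordinates on the two-dimensional space of unparametrized geodesics. Let
\[
\mathbb F=\{f\in K(\varepsilon): f \text{ is algebraic over }\mathbb C(f_1,f_2)\}.
\]
Every derivation $v$ of $K$ is extended to $K(\varepsilon)$ by $v\varepsilon=0$, and for $S,T\in K(\varepsilon)$ we consider the Jacobian
\[
J_v(S,T)=S_\varepsilon\,vT-T_\varepsilon\,vS ,
\]
writing $J_X,J_Y$ for $v=\partial_X,\partial_Y$.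

\begin{lemma}\label{lem:field}
\begin{itemize}
\item[(a)] Every $f\in\mathbb F$ satisfies
\begin{equation}\label{eq:D}
\varepsilon f_X+f_Y+\theta f_\varepsilon=0,\qquad \theta=\varepsilon\Bigl(\varepsilon\,\frac{h_X}h-\frac{h_Y}h\Bigr).
\end{equation}
\item[(b)] For $S,T\in\mathbb F$ we have $J_Y(S,T)=-\varepsilon J_X(S,T)$ and $\{S,T\}=-2\varepsilon J_X(S,T)/p$.
\item[(c)] $J_X(f_1,f_2)=n\,h^n\varepsilon^{n-1}\mathsf B^{n-1}\mathsf C\,\mathsf A^{-k-3}\neq0$. The elements $f_1,f_2$ are algebraically independent over $\mathbb C$, so $\mathbb F$ has transcendence degree $2$.
\item[(d)] $C$ is algebraic over $\mathbb C(A,B,H)$, and every element of $K(\varepsilon)$ that is algebraic over $\mathbb C(A,B,H)$ lies in $\mathbb F$.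
\item[(e)] $h\,\varepsilon^3J_X(f_1,f_2)^2\in\mathbb F$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) For $f\in K(\varepsilon)$ we have $f_p=-\varepsilon f_\varepsilon/p$ and $f_{\bar p}=f_\varepsilon/p$. Hence
\[
\{H,f\}=h\bar pf_X+hpf_Y-\bar p\,(-\varepsilon h_X+h_Y)f_\varepsilon=hp\,(\varepsilon f_X+f_Y+\theta f_\varepsilon).
\]
Since $\{H,f_1\}=\{H,f_2\}=0$, the $\mathbb C$-derivation $\varepsilon\partial_X+\partial_Y+\theta\partial_\varepsilon$ of $K(\varepsilon)$ kills $\mathbb C(f_1,f_2)$, and by (D1) it kills $\mathbb F$.

(b) Substituting $S_Y,T_Y$ from \eqref{eq:D}, the terms with $\theta$ cancel: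
\[
J_Y=S_\varepsilon(-\varepsilon T_X-\theta T_\varepsilon)-T_\varepsilon(-\varepsilon S_X-\theta S_\varepsilon)=-\varepsilon J_X .
\]
The formulas for $f_p,f_{\bar p}$ give $\{S,T\}=\frac1p(-\varepsilon J_X+J_Y)=-\frac{2\varepsilon}pJ_X$.

(c) Since $H$ commutes with $A$ and $B$,
\begin{equation}\label{eq:f1f2}
\{f_1,f_2\}=H^nA^{-k}\{A^{-2},B^n\}=-2n\,H^nB^{n-1}A^{-k-3}C ,
\end{equation}
and the right side equals $-2n\,h^n\varepsilon^n\mathsf B^{n-1}\mathsf C\,\mathsf A^{-k-3}/p$. Now (b) gives the formula. Suppose $P\neq0$ is a polynomial over $\mathbb C$ of minimal degree with $P(f_1,f_2)=0$. Applying $\partial_\varepsilon$ and $\partial_X$ yields a homogeneous linear system with determinant $J_X(f_1,f_2)\ne0$ for the values of the two partial derivatives of $P$ at $(f_1,f_2)$. So both values vanish, both partial derivatives are zero by minimality, and $P$ is a nonzero constant, which is absurd.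

(d) Since $p$ is transcendental over $K(\varepsilon)$ and $n\ge1$, so is $A=p^n\mathsf A$. Hence $A,f_1,f_2$ are algebraically independent over $\mathbb C$. They lie in $\mathbb C(A,B,H)$, so $A,B,H$ are algebraically independent too. Write the relation of Proposition~\ref{prop:relation} as $\sum_iP_i(A,B,H)\,C^i=0$ with polynomials $P_i$ not all zero; then not all $P_i(A,B,H)$ vanish, and $C$ is algebraic over $\mathbb C(A,B,H)$. Next, $H^n=f_1A^2$ and $B^n=f_2A^k$, so an element $f\in K(\varepsilon)$ algebraic over $\mathbb C(A,B,H)$ is algebraic over $\mathbb C(A,f_1,f_2)$. Thus $\sum_iQ_i(f,f_1,f_2)A^i=0$ with polynomials $Q_i$ not all zero. As $A$ is transcendental over $K(\varepsilon)$, each $Q_i(f,f_1,f_2)$ vanishes, and by (c) a nonzero $Q_i$ gives a nontrivial equation for $f$ over $\mathbb C(f_1,f_2)$.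

(e) By (b), $4h\varepsilon^3J_X(f_1,f_2)^2=H\{f_1,f_2\}^2$. The left side lies in $K(\varepsilon)$, and by \eqref{eq:f1f2} and (d) the right side is algebraic over $\mathbb C(A,B,H)$. Apply (d) again.
\end{proof}

\subsection{Expansions at a direction}

For $e\in K$ let $t=\varepsilon-e$, and for $e=\infty$ let $t=1/\varepsilon$. Expanding in $t$ embeds $K(\varepsilon)$ in the field $K((t))$ of formal Laurent series. Let $\operatorname{ord}_e f$ be the order of $f$ in $t$. We call $f$ \emph{regular} at $e$ if $\operatorname{ord}_ef\ge0$, and its constant term, an element of $K$, is then its \emph{residue} at $e$ (in the sense of valuation theory: the value of $f$ at $\varepsilon=e$). Since $K$ is algebraically closed, an element of $K(\varepsilon)$ that is regular at all $e\in K$ is a polynomial in $\varepsilon$, of degree $-\operatorname{ord}_\infty$.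

A derivation $v$ of $K$, extended by $v\varepsilon=0$, satisfies $vt=-v(e)$ for $e\in K$ and $vt=0$ for $e=\infty$: the point $e$ moves under $v$ unless $v(e)=0$. On expansions,
\begin{equation}\label{eq:vexp}
v\Bigl(\sum_m\gamma_mt^m\Bigr)=\sum_m v(\gamma_m)\,t^m+(vt)\sum_m m\gamma_mt^{m-1},
\end{equation}
because the right side defines a derivation of $K((t))$ that agrees with $v$ on $K$ and on $t$. It preserves $K[[t]]$ and lowers the order by at most $1$, so it is $t$-adically continuous. The same holds for $\partial_\varepsilon$, which equals $\partial_t$ for $e\in K$ and $-t^2\partial_t$ for $e=\infty$.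

We say that $\operatorname{ord}_e$ is \emph{trivial} on a subfield if all its nonzero elements have order $0$. The next lemma says that at a direction where some integral has a zero, another integral has a value that really depends on the base point.

\begin{lemma}\label{lem:residue}
Let $\mathbb G$ be a field with $\mathbb C(f_1,f_2)\subset\mathbb G\subset\mathbb F$, and let $\operatorname{ord}_e$ be nontrivial on $\mathbb G$. Then some $S\in\mathbb G$ has $\operatorname{ord}_eS=0$ and residue not in $\mathbb C$.
\end{lemma}

\begin{proof}
Suppose all such residues lie in $\mathbb C$. The orders of the nonzero elements of $\mathbb G$ form a group $m\mathbb Z$ with $m>0$; take $T\in\mathbb G$ of order $m$. If $f\in\mathbb G$ has order $am$, then $f/T^a\in\mathbb G$ has order $0$ and residue $\gamma\in\mathbb C$, so $f-\gamma T^a\in\mathbb G$ is zero or has larger order. Iterating, $f=\Phi(T)$ for a Laurent series $\Phi$ with coefficients in $\mathbb C$, the sum converging $t$-adically. Write $f_1=\Phi_1(T)$, $f_2=\Phi_2(T)$. The chain rule $v\Phi(T)=\Phi'(T)\,vT$ holds for $v=\partial_X,\partial_\varepsilon$, first for finite sums and then by continuity.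 Hence $J_X(f_1,f_2)=\Phi_1'(T)\Phi_2'(T)(T_\varepsilon T_X-T_\varepsilon T_X)=0$, contrary to Lemma~\ref{lem:field}(c).
\end{proof}

\begin{example}\label{ex:hyp}
In the hyperbolic plane, $h=2x_2^2=-\frac12(z-\bar z)^2$, $A=p+\bar p$, $B=zp+\bar z\bar p$, where $z=c+X$ and $\bar z=\bar c+Y$. At $e=-1$ the elements $f_1=h\varepsilon/(1+\varepsilon)^2$ and $f_2=(z+\bar z\varepsilon)/(1+\varepsilon)$ have poles of order $2$ and $1$. The first candidate $f_2^2/f_1=(z+\bar z\varepsilon)^2/(h\varepsilon)$ has the constant residue $2$. One more step of the iteration succeeds: $f_2^2/f_1-2=(1+\varepsilon)(z^2+\bar z^2\varepsilon)/(h\varepsilon)$, so $S=(f_2^2/f_1-2)f_2$ has order $0$ and residue $2(z+\bar z)\notin\mathbb C$.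
\end{example}

\section{Rigidity of the curve of directions}\label{sec:rigid}

The geodesics through a given point form a curve $\varepsilon\mapsto(f_1,f_2)$ in the space of geodesics. By \eqref{eq:f12} it is a rational curve whose parametrization is built from $h,a_j,b_j$. A derivation $\delta$ of $K$ varies these coefficients and so deforms the curve infinitesimally. It respects all algebraic relations over $\mathbb C$, so the deformation takes place in the fixed surface with function field $\mathbb F$. Two deformations are at hand: $\partial_\varepsilon$ reparametrizes the curve, and $\partial_X$ moves the base point. (By \eqref{eq:D}, $\partial_Y$ is a combination of the two.) They are independent by Lemma~\ref{lem:field}(c), and we decompose $\delta$ with respect to them.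

\begin{lemma}\label{lem:decomp}
For every $\mathbb C$-derivation $\delta$ of $K$ there are unique $r,\kappa\in K(\varepsilon)$ with
\begin{equation}\label{eq:decomp}
\delta f=r\,f_X+\kappa\,f_\varepsilon\qquad\text{for all } f\in\mathbb F .
\end{equation}
For all $S,T\in\mathbb F$,
\begin{equation}\label{eq:rk}
J_\delta(S,T)=r\,J_X(S,T),\qquad T_X\,\delta S-S_X\,\delta T=\kappa\,J_X(S,T).
\end{equation}
\end{lemma}

\begin{proof}
The equations \eqref{eq:decomp} for $f=f_1,f_2$ form a linear system with determinant $-J_X(f_1,f_2)\ne0$. With its solution, the $\mathbb C$-derivation $\delta-r\partial_X-\kappa\partial_\varepsilon$ of $K(\varepsilon)$ kills $\mathbb C(f_1,f_2)$, hence $\mathbb F$ by (D1). Eliminating $\kappa$ or $r$ from \eqref{eq:decomp} for $f=S,T$ gives \eqref{eq:rk}.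
\end{proof}

The point of \eqref{eq:rk} is that $r$ and $\kappa$ may be computed from \emph{any} pair in $\mathbb F$, and we choose a pair adapted to the direction $e$ under study. Computed from $f_1,f_2$ alone, they appear to have poles at the zeros of $J_X(f_1,f_2)$.

\begin{example}\label{ex:flat}
For the Euclidean metric with $h=1$, $A=p+\bar p$, $B=i(zp-\bar z\bar p)$ we have
\[
f_1=\frac{\varepsilon}{(1+\varepsilon)^2},\qquad f_2=\frac{i(z-\bar z\varepsilon)}{1+\varepsilon},\qquad J_X(f_1,f_2)=\frac{i(1-\varepsilon)}{(1+\varepsilon)^4}.
\]
Since $\delta f_1=0=\partial_Xf_1$, we get $\kappa=0$ and $r=\delta f_2/\partial_Xf_2=\delta X-\varepsilon\,\delta Y$. The Jacobian vanishes at $\varepsilon=1$, yet $r$ is a polynomial of degree at most $1$. Its two coefficients are determined by the action of $\delta$ on the residues $iz$ and $-i\bar z$ of $f_2$ at $\varepsilon=0$ and $\varepsilon=\infty$.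
\end{example}

All local estimates come from one computation. At $e\in K\cup\{\infty\}$ put $J^t_v(S,T)=S_t\,vT-T_t\,vS$. Then $J_v=J_v^t$ for $e\in K$ and $J_v=-t^2J^t_v$ for $e=\infty$, so for $S,T\in\mathbb F$ the identities $J^t_\delta=rJ^t_X$ and $J^t_Y=-\varepsilon J^t_X$ hold at every $e$.

\begin{lemma}\label{lem:local}
Let $S=s+s_1t+\cdots$ and $T=\tau t^m+\cdots$ with $m>0$ be expansions at $e$. For every derivation $v$ of $K$,
\begin{equation}\label{eq:local}
J^t_v(S,T)=-m\tau\,v(s)\,t^{m-1}+O(t^m).
\end{equation}
\end{lemma}

\begin{proof}
By \eqref{eq:vexp}, with $\eta=vt\in K$,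
\[
S_t=s_1+O(t),\quad vS=v(s)+s_1\eta+O(t),\quad T_t=m\tau t^{m-1}+O(t^m),\quad vT=m\tau\eta\,t^{m-1}+O(t^m).
\]
In $S_t\,vT-T_t\,vS$ the two terms $m\tau s_1\eta\,t^{m-1}$ cancel.
\end{proof}

\begin{example}[two linear integrals again]\label{ex:linear2}
Let $n=k=1$, and let $\delta$ kill the Taylor series of all analytic functions on $U$. Then $\delta$ kills the coefficients of $\mathsf A,\mathsf B,\mathsf C$, which are holomorphic or antiholomorphic by \eqref{eq:chain}. We want $\delta h=0$. We have $\delta f_2=0$, $\delta f_1=(\delta h/h)f_1$, and $\partial_\varepsilon f_2=\Delta/\mathsf A^2$ with $\Delta=a_0b_1-a_1b_0\ne0$ as in Example~\ref{ex:linear}. Hence $J_\delta(f_1,f_2)=-\delta h\,\Delta\,\varepsilon/\mathsf A^4$, while $J_X(f_1,f_2)=h\mathsf C/\mathsf A^4$, and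
\[
r=-\frac{\delta h}{h}\,\frac{\Delta\,\varepsilon}{\mathsf C}.
\]
Both coefficients of the linear polynomial $\mathsf C$ are nonzero, since $C$ is real and nonzero, so $\mathsf C$ has a root $e\ne0,\infty$. The claim $\delta h=0$ is thus equivalent to the absence of a pole of $r$ at $e$. Suppose for simplicity that $\mathsf A(e)\neq0$ and that the residue $s$ of $f_2$ at $e$ is not constant, as in Example~\ref{ex:flat}. Because $C$ is algebraic over $\mathbb C(A,B,H)$, the element $T=C/A=\mathsf C/\mathsf A$ lies in $\mathbb F$, and it has a simple zero at $e$. By \eqref{eq:local} and Lemma~\ref{lem:const}, one of $J_X(f_2,T)$, $J_Y(f_2,T)$ has order $0$, and then both do, as $J_Y=-\varepsilon J_X$. So $r=J_\delta(f_2,T)/J_X(f_2,T)$ is regular at $e$, and $\delta h=0$.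
\end{example}

In general the same choice of $S$ and $T$ is available through Lemmas~\ref{lem:field}(e) and~\ref{lem:residue}.

\begin{proposition}\label{prop:rigid}
Let $\delta$ be a $\mathbb C$-derivation of $K$ such that
\begin{itemize}
\item[(i)] $\delta a_0=\delta a_n=0$;
\item[(ii)] there are $S,S'\in\mathbb F$ with $\operatorname{ord}_0S=0$, $\operatorname{ord}_\infty S'=0$, whose residues $s$ at $\varepsilon=0$ and $s'$ at $\varepsilon=\infty$ are not in $\mathbb C$ and satisfy $\delta s=\delta s'=0$.
\end{itemize}
Then $\delta h=0$ and $\delta a_j=0$, $\delta b_j=0$ for all $j$.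
\end{proposition}

\begin{proof}
Take $r,\kappa$ from Lemma~\ref{lem:decomp}.

\emph{Step 1: $r$ and $\kappa$ are regular at every $e\in K$, $e\ne0$.} Here $\operatorname{ord}_e\varepsilon=0$.

Suppose first that $\operatorname{ord}_e$ is trivial on $\mathbb F$. Then $f_1,f_2\in K[[t]]$, so the left sides of \eqref{eq:rk} for the pair $f_1,f_2$ are regular at $e$. The nonzero element $h\varepsilon^3J_X(f_1,f_2)^2$ lies in $\mathbb F$ by Lemma~\ref{lem:field}(e), so it has order $0$, and therefore $J_X(f_1,f_2)$ has order $0$. By \eqref{eq:rk}, $r$ and $\kappa$ are regular. This is the one place in the proof of Theorem~\ref{thm:A} where the polynomial relation of Section~\ref{sec:relation} is used: it guarantees that a zero of the Jacobian is visible as a zero of an element of $\mathbb F$.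

Suppose next that $\operatorname{ord}_e$ is nontrivial on $\mathbb F$. Choose $T\in\mathbb F$ of order $m>0$ and, by Lemma~\ref{lem:residue}, $S_e\in\mathbb F$ of order $0$ with residue $s_e\notin\mathbb C$. By Lemma~\ref{lem:const}, $\partial_Xs_e\ne0$ or $\partial_Ys_e\neq0$, so by \eqref{eq:local} one of $J_X(S_e,T)$, $J_Y(S_e,T)$ has order exactly $m-1$. Since $J_Y=-\varepsilon J_X$, both do. As $J_\delta(S_e,T)$ has order at least $m-1$, the quotient $r=J_\delta/J_X$ is regular. In $\kappa T_\varepsilon=\delta T-rT_X$ the right side has order at least $m-1$ and $T_\varepsilon$ has order exactly $m-1$, so $\kappa$ is regular.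

\emph{Step 2: $r=0$.} At both ends we take $T=f_1$. Since $a_0,a_n\neq0$, \eqref{eq:f12} gives
\begin{equation}\label{eq:ends}
f_1=\tau t^n+\cdots,\quad \tau=\frac{h^n}{a_0^2}\quad(e=0),\qquad\quad f_1=\tau' t^n+\cdots,\quad\tau'=\frac{h^n}{a_n^2}\quad(e=\infty).
\end{equation}

At $e=0$ we have $t=\varepsilon$, and the derivations $\partial_X,\partial_Y$ act coefficientwise. Since $\theta=O(\varepsilon)$, setting $\varepsilon=0$ in \eqref{eq:D} for $S$ gives $s_Y=0$, so $s_X\ne0$ by Lemma~\ref{lem:const}. By \eqref{eq:local}, $J_X(S,f_1)$ has order $n-1$, while $J_\delta(S,f_1)$ has order at least $n$ because $\delta s=0$. Hence $\operatorname{ord}_0r\ge1$.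

At $e=\infty$ we have $t=1/\varepsilon$. Dividing \eqref{eq:D} by $\varepsilon$ and using $\partial_\varepsilon=-t^2\partial_t$ gives
\[
f_X+tf_Y-\Bigl(t\,\frac{h_X}h-t^2\,\frac{h_Y}h\Bigr)f_t=0\qquad(f\in\mathbb F).
\]
Setting $t=0$ for $f=S'$ gives $s'_X=0$, so $s'_Y\ne0$. By \eqref{eq:local}, $J^t_Y(S',f_1)$ has order $n-1$, so $J^t_X=-tJ^t_Y$ has order $n$, and $J^t_\delta(S',f_1)$ has order at least $n$ because $\delta s'=0$. Hence $\operatorname{ord}_\infty r\ge0$.

Thus $r$ is regular on all of $K\cup\{\infty\}$, so it is an element of $K$, and it vanishes at $\varepsilon=0$. Therefore $r=0$.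

\emph{Step 3: $\kappa=0$ and $\delta h=0$.} Now $\kappa=\delta f_1/\partial_\varepsilon f_1$. At both ends $\delta t=0$, and \eqref{eq:ends} gives
\[
\kappa=\frac{\delta\tau\,t^n+\cdots}{n\tau t^{n-1}+\cdots}=\frac{\delta\tau}{n\tau}\,\varepsilon+O(\varepsilon^2)\quad(e=0),
\]
\[
\kappa=\frac{\delta\tau'\,t^n+\cdots}{-n\tau't^{n+1}+\cdots}=-\frac{\delta\tau'}{n\tau'}\,\varepsilon+O(1)\quad(e=\infty).
\]
With Step 1, $\kappa$ is a polynomial of degree at most $1$ that vanishes at $0$, so $\kappa=\kappa_0\varepsilon$ with $\kappa_0=\delta\tau/(n\tau)=-\delta\tau'/(n\tau')$. By (i), $\delta\tau/(n\tau)=\delta h/h=\delta\tau'/(n\tau')$. So $\kappa_0=-\kappa_0$, whence $\kappa_0=0$ and $\delta h=0$.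

\emph{Step 4.} By \eqref{eq:decomp}, $\delta$ kills $\mathbb F$. From $\mathsf A^2=h^n\varepsilon^n/f_1$ we get $2\mathsf A\,\delta\mathsf A=0$, and then from $\mathsf B^n=f_2\mathsf A^k$ we get $n\mathsf B^{n-1}\delta\mathsf B=0$. So $\delta\mathsf A=\sum\delta a_j\,\varepsilon^j=0$ and $\delta\mathsf B=\sum\delta b_j\,\varepsilon^j=0$.
\end{proof}

\begin{remark}
The proof shows what each hypothesis removes. Without the condition $\delta s=\delta s'=0$, Step 2 shows that $r$ is regular at $0$ with value $\delta s/s_X$ and that $r=J^t_\delta/(-tJ^t_Y)=-\varepsilon\,\delta s'/s'_Y+O(1)$ at $\infty$, so that $r=\delta s/s_X-\varepsilon\,\delta s'/s'_Y$, as in Example~\ref{ex:flat}. These two free coefficients correspond to moving the base point: $\partial_X$ has $r=1$ and $\partial_Y$ has $r=-\varepsilon$. Once $r=0$, the only remaining deformation is $\kappa_0\varepsilon\partial_\varepsilon$, a complexified rotation of the directions. It scales the leading coefficients of $f_1$ at the two ends in opposite ways, and (i) excludes this.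
\end{remark}

\section{The Taylor series are algebraic over analytic functions}\label{sec:alg}

Let $L_c\subset K$ be the fraction field of $\mathcal T_c(C^\omega(U))$. To apply Proposition~\ref{prop:rigid} to derivations that kill $L_c$ we need $s,s'\in L_c$. This is why Lemma~\ref{lem:residue} was stated for subfields of $\mathbb F$: elements of $\mathbb C(f_1,f_2)$ are quotients of genuine smooth integrals on $T^*U$, to which Lemma~\ref{lem:extreme} applies. For a quotient $\phi_1/\phi_2$ of analytic functions, $\mathcal T_c(\phi_1/\phi_2)$ means $\mathcal T_c\phi_1/\mathcal T_c\phi_2$.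

\begin{lemma}\label{lem:zeta}
There is $S\in\mathbb C(f_1,f_2)$ with $\operatorname{ord}_0S=0$ and residue $\mathcal T_c(\phi_1/\phi_2)\notin\mathbb C$, where $\phi_1,\phi_2$ are holomorphic on $U$. There is $S'\in\mathbb C(f_1,f_2)$ with $\operatorname{ord}_\infty S'=0$ and residue $\mathcal T_c(\psi_1/\psi_2)\notin\mathbb C$, where $\psi_1,\psi_2$ are antiholomorphic on $U$.
\end{lemma}

\begin{proof}
By \eqref{eq:ends}, $\operatorname{ord}_0f_1=\operatorname{ord}_\infty f_1=n>0$, so Lemma~\ref{lem:residue} with $\mathbb G=\mathbb C(f_1,f_2)$ gives $S$ and $S'$ of order $0$ with residues not in $\mathbb C$. Write $S$ as a quotient of two nonzero polynomials in $f_1,f_2$ and multiply numerator and denominator by $A^m$ with $m$ large. Each monomial becomes $f_1^{\,\mu}f_2^{\,\nu}A^m=H^{n\mu}B^{n\nu}A^{m-2\mu-k\nu}$, of degree $d=nm$ in the momenta. So $S=\mathcal T_cF/\mathcal T_cG$, where $F,G$ are polynomials in $A,B,H$ with constant complex coefficients, and they are nonzero complex polynomial integrals of degree $d$ on $T^*U$. Let $i_1,i_2$ be their lowest indices. By Lemma~\ref{lem:extreme}, $F_{i_1}=h^{i_1}\phi_1$ and $G_{i_2}=h^{i_2}\phi_2$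 with $\phi_1,\phi_2$ holomorphic on $U$, and these coefficients have nonzero Taylor series at $c$, while the coefficients of lower index vanish identically. Hence $0=\operatorname{ord}_0S=i_1-i_2$, the powers of $h$ cancel, and the residue is $\mathcal T_c\phi_1/\mathcal T_c\phi_2$. For $S'$ the order at $\infty$ is the difference of the highest indices, so these are equal to the same $i$; the highest coefficients are $h^{d-i}\psi_1$ and $h^{d-i}\psi_2$ with $\psi_1,\psi_2$ antiholomorphic, and the residue is $\mathcal T_c\psi_1/\mathcal T_c\psi_2$.
\end{proof}

\begin{proposition}\label{prop:alg}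
For every $c\in U$ the series $\mathcal T_ch$, $\mathcal T_ca_j$, $\mathcal T_cb_j$ are algebraic over $L_c$.
\end{proposition}

\begin{proof}
Let $\delta$ be a derivation of $K$ that kills $L_c\supset\mathbb C$. The series $\mathcal T_ca_0$, $\mathcal T_ca_n$ and the residues of $S,S'$ from Lemma~\ref{lem:zeta} lie in $L_c$, so Proposition~\ref{prop:rigid} applies and $\delta$ kills all the series in question. By (D2) none of them is transcendental over $L_c$.
\end{proof}

\section{From algebraic Taylor series to analyticity}\label{sec:reg}

\begin{proposition}\label{prop:reg}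
Let $f\in C^\infty(U)$ be such that for every $c\in U$ the series $\mathcal T_cf$ is algebraic over $L_c$. Then $f\in C^\omega(U)$.
\end{proposition}

The algebraic equation may depend on $c$, but its coefficients are analytic on all of $U$. This cannot be weakened to germs at $c$: the function equal to $e^{-1/x_1}$ for $x_1>0$ and to $0$ for $x_1\le0$ has a convergent Taylor series at every point and is not analytic. Nor can smoothness be weakened to finite differentiability in statements of this kind, since $u=|x_1|^{2m+1}$ solves $u^2=x_1^{4m+2}$. The first example also shows that convergence of all Taylor series is only the beginning of the proof. We must then compare $f$ with its Taylor series at a point $a$ where analyticity is in doubt. We do this along segments issuing from $a$, where the algebraic equation reduces to one variable.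

We use three standard theorems.

\emph{Artin's approximation theorem} \cite{Artin}. If an analytic equation $\Phi(X,Y,u)=0$ with $\Phi$ in the ring $\mathbb C\{X,Y,u\}$ of convergent power series has a formal solution $\hat u(X,Y)$ with $\hat u(0,0)=0$, then for every $N$ it has a convergent solution $u_N$ with $u_N\equiv\hat u$ modulo terms of order at least $N$.

\emph{The Newton--Puiseux theorem.} If $q_0,\dots,q_D$ are convergent power series in $t$ and $q_D\neq0$, then $\sum_eq_e(t)u^e=q_D(t)\prod_{i=1}^D(u-\rho_i(t))$, where the $\rho_i$ are convergent Laurent series in $t^{1/N}$, for some $N\ge1$, with finitely many negative exponents.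

\emph{Baire's theorem.} If a nonempty locally compact Hausdorff space is a countable union of closed sets, one of them has nonempty interior.

\begin{lemma}\label{lem:onevar}
Let $q_0,\dots,q_D$ be analytic near $t=0$, not all $\equiv0$, and let $u$ be $C^\infty$ on $[0,\eta)$ with $\sum_eq_e(t)u(t)^e=0$ for $t\in(0,\eta)$. Then the Taylor series of $u$ at $0$ converges, and its sum is $u$ on some interval $(0,\eta')$.
\end{lemma}

\begin{proof}
Lower $D$ so that $q_D\not\equiv0$. Then $D\ge1$, since otherwise $q_0$ would vanish on an interval. Factor the polynomial by the Newton--Puiseux theorem, taking the positive root $t^{1/N}$ for $t>0$. A nonzero convergent Puiseux series has no zeros at small $t>0$. So on some $(0,\eta')$ the function $q_D$ does not vanish and the distinct series among the $\rho_i$ take pairwise different values. Then $(0,\eta')$ is the disjoint union of finitely many relatively closed sets $\{u=\rho_i\}$, and by connectedness $u=\rho$ on $(0,\eta')$ for one $\rho=\rho_i$.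

Suppose an exponent outside $\mathbb Z_{\ge0}$ occurs in $\rho$, and let $\sigma$ be the least one. The terms of smaller exponent form a polynomial in $t$. Subtracting it from $u$ leaves a function that is smooth on $[0,\eta')$ and asymptotic to $yt^\sigma$ with $y\ne0$ as $t\to0$. By Taylor's formula, a smooth function on $[0,\eta')$ is either asymptotic to $\gamma t^m$ with $\gamma\ne0$, $m\in\mathbb Z_{\ge0}$, or is $O(t^m)$ for every $m$. Both contradict the asymptotics $yt^\sigma$. So $\rho$ is a convergent power series in $t$. The derivatives of $u$ and $\rho$ agree on $(0,\eta')$, hence at $0$ by continuity.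
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:reg}]
Derivatives $\partial^\alpha$, $\alpha\in\mathbb Z_{\ge0}^2$, are taken in $x_1,x_2$.

\emph{Step 1: the hypothesis passes to derivatives.} The field $L_c$ is stable under $\partial_X,\partial_Y$, so by (D1) the derivatives of an element algebraic over $L_c$ are algebraic over $L_c$. Clearing denominators, for every $\alpha$ and every $c\in U$ there are $q_0,\dots,q_D\in C^\omega(U)$, not all zero, with
\begin{equation}\label{eq:algeq}
\mathcal T_c\Bigl(\sum_eq_e\,(\partial^\alpha f)^e\Bigr)=0 .
\end{equation}

\emph{Step 2: $\mathcal T_cf$ converges for every $c$.} By \eqref{eq:algeq} with $\alpha=0$, $\mathcal T_cf$ is a root of the nonzero polynomial $Q(u)=\sum_e\mathcal T_c(q_e)u^e$ with coefficients in $\mathbb C\{X,Y\}$. Apply Artin's theorem to $\Phi(X,Y,u)=Q(f(c)+u)$ and $\hat u=\mathcal T_cf-f(c)$. It gives convergent roots of $Q$ that agree with $\mathcal T_cf$ to arbitrarily high order. As $Q$ has finitely many roots in the domain $\mathbb C[[X,Y]]$, one convergent root occurs infinitely often and equals $\mathcal T_cf$. Convergence in $(X,Y)$ and in $(x_1,x_2)$ are equivalent,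 since the variables differ by an invertible linear substitution.

\emph{Step 3: uniform bounds on a piece of the singular set.} Let $\Sigma\subset U$ be the set of points near which $f$ is not real-analytic. It is closed in $U$; suppose it is nonempty. For integers $R\ge1$ put
\[
\Sigma_R=\{a\in\Sigma:\ |\partial^\alpha f(a)|\le\alpha!\,R^{|\alpha|+1}\ \text{ for all }\alpha\},
\]
a closed subset of $\Sigma$. By Step 2, for each $a\in\Sigma$ there are $\mu,\sigma>0$ with $|\partial^\alpha f(a)|\le\alpha!\,\mu\,\sigma^{-|\alpha|}$ for all $\alpha$, so $a\in\Sigma_R$ once $R\ge\max(1,\mu,1/\sigma)$. Thus $\Sigma=\bigcup_R\Sigma_R$, and $\Sigma$ is locally compact. By Baire's theorem there are $R$, a point $c_0\in\Sigma$ and $0<\rho\le\frac1{2R}$ such that the disc $B(c_0,\rho)$ is relatively compact in $U$ and $\Sigma\cap B(c_0,\rho)\subset\Sigma_R$. It remains to extend such bounds to the points near $c_0$ outside $\Sigma$. There $f$ is analytic, but a priori with a radius of convergence that shrinks as one approaches $\Sigma$.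

\emph{Step 4: comparison with the nearest singular point.} Let $x\in B(c_0,\rho/2)\setminus\Sigma$. The closed disc about $x$ of radius $|x-c_0|<\rho/2$ lies in $B(c_0,\rho)$ and contains $c_0\in\Sigma$. So there is a point $a\in\Sigma$ nearest to $x$; it lies in $\Sigma_R$, satisfies $|x-a|<\rho/2\le\frac1{4R}$, and the segment $(a,x]$ does not meet $\Sigma$. The Taylor series $f_a$ of $f$ at $a$ has coefficients bounded by $R^{|\alpha|+1}$. It converges on the complex polydisc of radius $1/R$ about $a$, and on the closed polydisc of radius $\frac1{2R}$ it is bounded by $R\sum_\alpha2^{-|\alpha|}=4R$. We claim that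
\begin{equation}\label{eq:claim}
\partial^\alpha f(x)=\partial^\alpha f_a(x)\qquad\text{for all }\alpha .
\end{equation}

Fix $\alpha$, put $g=\partial^\alpha f$, and take $q_e$ as in \eqref{eq:algeq} for the point $c=x$. The function $\sum_eq_eg^e$ is analytic on $U\setminus\Sigma$ and has zero Taylor series at $x$, so it vanishes on the component $\Omega$ of $U\setminus\Sigma$ that contains $(a,x]$. The $q_e$ are analytic also at $a$; this is where we use that they are defined on all of $U$.

Before restricting to the segment we must make sure that the equation does not become trivial on it. Let $\ell$ be a real affine function whose zero set is the line through $a$ and $x$, and let $I=\{\ell=0\}\cap U$, an interval. If $q\in C^\omega(U)$ vanishes on $I$, then $q/\ell\in C^\omega(U)$: near a point of $I$ take $\ell$ as one of two affine coordinates and divide the power series. A nonzero $q$ is not divisible by all powers of $\ell$, since its Taylor series at $a$ is nonzero. Divide all $q_e$ by the maximal common power of $\ell$. The identity $\sum_eq_eg^e=0$ persists on $\Omega\setminus I$, hence on $\Omega$ by continuity, and now some $q_e$ is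 not identically zero on $I$, hence not on any subinterval of $I$.

Put $\gamma(t)=a+t(x-a)$. The functions $q_e\circ\gamma$ are analytic near $[0,1]$ and not all $\equiv0$ near $0$. The function $g\circ\gamma$ is $C^\infty$ on $[0,1]$, analytic on $(0,1]$, and satisfies $\sum_e(q_e\circ\gamma)(g\circ\gamma)^e=0$ on $(0,1]$. By Lemma~\ref{lem:onevar}, for small $t>0$ it equals the sum of its Taylor series at $0$. Since $f$ and $f_a$ have the same derivatives at $a$, this is also the Taylor series of $(\partial^\alpha f_a)\circ\gamma$, which is analytic on $[0,1]$. Two analytic functions on $(0,1]$ that agree for small $t$ agree at $t=1$. This proves \eqref{eq:claim}.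

\emph{Step 5: conclusion.} The closed polydisc of radius $\frac1{4R}$ about $x$ lies in that of radius $\frac1{2R}$ about $a$. By \eqref{eq:claim} and Cauchy's inequalities, $|\partial^\alpha f(x)|\le\alpha!\,(4R)^{|\alpha|+1}$. The same bound holds at the points of $\Sigma\cap B(c_0,\rho/2)\subset\Sigma_R$, hence on all of $B(c_0,\rho/2)$. For $y\in B(c_0,\rho/2)$ and $y'$ in this disc with $|y'_i-y_i|\le\sigma<\frac1{4R}$, the remainder of order $N$ in Taylor's formula at $y$ is at most $(N+1)\,4R\,(4R\sigma)^N\to0$. So $f$ is real-analytic on $B(c_0,\rho/2)$, contradicting $c_0\in\Sigma$.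
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:A}]
Every point of an isothermal chart lies in a disc $U$ contained in the chart. On $U$ write $A=H^jA'$ as in Lemma~\ref{lem:reduction}. By Proposition~\ref{prop:alg} for $H,A',B$, the function $h$ and the coefficients of $A'$ and $B$ satisfy the hypothesis of Proposition~\ref{prop:reg}, so they are real-analytic on $U$. Then so are $\lambda=2/h$, the coefficients of $A=H^jA'$, and, by the constant linear change from $(p,\bar p)$ to $(p_1,p_2)$, the coefficients of $A$ and $B$ in the real momenta.
\end{proof}

\section{Algebraicity over $\mathbb C(\zeta,\bar\zeta)$}\label{sec:B}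

Proposition~\ref{prop:rigid} shows that the Taylor series of $h,a_j,b_j$ are algebraic over the field generated by $a_0,a_n,s,s'$. Theorem~\ref{thm:B} follows once we see that $s$ comes from a global meromorphic function $\zeta$, that $s'$ can be taken to be $\bar\zeta$, and that in the coordinate $\zeta$ the function $a_0$ is algebraic over $\mathbb C(\zeta)$. In Examples~\ref{ex:hyp} and~\ref{ex:flat} one can take $S=f_2$, which gives $\zeta=z$ and $\zeta=iz$.

\begin{proof}[Proof of Theorem~\ref{thm:B}]
\emph{Step 1: indices are global.} Under a change of holomorphic chart $z\mapsto w(z)$ the identity $p\,dz=p_w\,dw$ gives $p=w'p_w$. So the coefficients $F_j$ of an integral of degree $d$ become $F_j\,w'^{\,d-j}\,\overline{w'}^{\,j}$, and $h$ becomes $h|w'|^2$. In particular, whether $F_j$ vanishes identically near a point does not depend on the chart. By Lemma~\ref{lem:extreme}, if $F\not\equiv0$ over a coordinate disc and $i$ is its lowest index there, then $F_i$ does not vanish identically on any smaller disc. So the lowest index near a point, set equal to $\infty$ if $F\equiv0$ there, is locally constant, and it is constant because $M$ is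 connected. Hence the factorization $A=H^jA'$ of Lemma~\ref{lem:reduction} holds on all of $T^*M$ with one $j$. Until the last step we write $A$ for $A'$.

\emph{Step 2: the function $\zeta$.} At one point of $M$ choose $S$ as in Lemma~\ref{lem:zeta}, represented as in its proof by integrals $F,G$ of degree $d$ with common lowest index $i$. They are polynomials in $A,B,H$, hence defined on all of $T^*M$, and by Step 1 their lowest index is $i$ everywhere. The holomorphic functions $\phi_1=F_i/h^i$ and $\phi_2=G_i/h^i$ are both multiplied by $w'^{\,d-2i}$ under a change of chart, so $\zeta=\phi_1/\phi_2=F_i/G_i$ is a meromorphic function on $M$. It is nonconstant because its Taylor series at the chosen point is not in $\mathbb C$. At every point $c$, in any chart, $S=\mathcal T_cF/\mathcal T_cG$ is the same rational expression in $f_1,f_2$, and it has order $0$ and residue $\mathcal T_c\zeta$ at $\varepsilon=0$. Since $A,B,H$ are real, $\bar F$ and $\bar G$ arise from $F$ and $G$ by conjugating the constant coefficients, so $S^*=\mathcal T_c\bar F/\mathcal T_c\bar G$ also lies in $\mathbb C(f_1,f_2)$. Conjugation exchanges $p$ and $\bar p$, so $\bar F$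 and $\bar G$ have highest index $d-i$ with coefficients $\overline{F_i}$ and $\overline{G_i}$. Hence $S^*$ has order $0$ and residue $\mathcal T_c\bar\zeta$ at $\varepsilon=\infty$.

Let $M^\circ$ be the complement of the poles and critical points of $\zeta$. The removed set is closed and discrete, so $M^\circ$ is connected. Fix $c\in M^\circ$ and use $z=\zeta$ as chart on a small disc about $c$. The residues of $S$ at $0$ and of $S^*$ at $\infty$ are then $s=X+\zeta(c)$ and $s'=Y+\overline{\zeta(c)}$.

\emph{Step 3: residues at $\varepsilon=0$ are algebraically dependent.} Let $S_1,S_2\in\mathbb F$ have order $0$ and residues $s_1,s_2$ at $\varepsilon=0$. Since $\mathbb F$ has transcendence degree $2$, there is a nontrivial polynomial relation over $\mathbb C$ among $S_1,S_2,f_1$. Dividing by a power of $f_1$, write it as $\sum_{l\ge0}P_l(S_1,S_2)f_1^{\,l}=0$ with $P_0\ne0$. As $f_1$ vanishes at $\varepsilon=0$, taking residues gives $P_0(s_1,s_2)=0$.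

\emph{Step 4: $a_0$ is algebraic over $\mathbb C(X)$ and $a_n$ over $\mathbb C(Y)$.} By Step 3 it suffices to realize $a_0$ as a residue, and the bracket of $A$ with $S$ does this. Viewing $S$ as a rational function of $A,B,H$, we have $\{A,S\}=S_B\,C$, which is algebraic over $\mathbb C(A,B,H)$ by Lemma~\ref{lem:field}(d). From $A=p^n\mathsf A$ we get $A_p=p^{n-1}(n\mathsf A-\varepsilon\mathsf A_\varepsilon)$ and $A_{\bar p}=p^{n-1}\mathsf A_\varepsilon$, and with $S_p=-\varepsilon S_\varepsilon/p$, $S_{\bar p}=S_\varepsilon/p$,
\[
\{A,S\}=p^{n-1}\bigl[(n\mathsf A-\varepsilon\mathsf A_\varepsilon)S_X+\mathsf A_\varepsilon S_Y+\varepsilon S_\varepsilon\mathsf A_X-S_\varepsilon\mathsf A_Y\bigr].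
\]
All terms in brackets are regular at $\varepsilon=0$, and there $S_X=s_X=1$, $S_Y=s_Y=0$, $\mathsf A=a_0$, and $\mathsf A_Y=\partial_Ya_0=0$ because $a_0$ is holomorphic. So $\{A,S\}=p^{n-1}(na_0+O(\varepsilon))$. The element $\{A,S\}^n/A^{n-1}$ has degree zero in the momenta, lies in $\mathbb F$ by Lemma~\ref{lem:field}(d), and has order $0$ and residue $n^na_0$ at $\varepsilon=0$. By Step 3, $X+\zeta(c)$ and $n^na_0$ are algebraically dependent over $\mathbb C$, and since $X$ is transcendental, $a_0$ is algebraic over $\mathbb C(X)$. Conjugating the coefficients of this relation and exchanging $X$ with $Y$ turns $\mathcal T_ca_0$ into $\mathcal T_c\bar a_0=\mathcal T_ca_n$, so $a_n$ is algebraic over $\mathbb C(Y)$.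

\emph{Step 5: conclusion.} A derivation $\delta$ of $K$ that kills $\mathbb C(X,Y)$ kills $s,s'$ and, by Step 4 and (D1), $a_0,a_n$. By Proposition~\ref{prop:rigid} with $S'=S^*$ it kills the series of $h$ and of all coefficients, and by (D2) these series are algebraic over $\mathbb C(X,Y)$. Algebraic elements form a field, so the same holds for the series of $\lambda=2/h$ and of the coefficients of the original integral $A=H^jA'$, which are those of $A'$ times $h^j$.

Near every point of $M^\circ$ the function $\zeta$ is an isothermal chart, so the conformal factor and the coefficients of $A,B$ in the coordinate $\zeta$ are well-defined functions on $M^\circ$, and they are real-analytic by Theorem~\ref{thm:A}. Let $\varphi$ be one of them. There is a nonzero polynomial $P$ over $\mathbb C$ with $P(X+\zeta(c),Y+\overline{\zeta(c)},\mathcal T_c\varphi)=0$. So the real-analytic function $P(\zeta,\bar\zeta,\varphi)$ has zero Taylor series at $c$, and it vanishes on the connected set $M^\circ$.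
\end{proof}

\begin{thebibliography}{9}

\bibitem{Artin}
M.~Artin, \emph{On the solutions of analytic equations}, Invent. Math. \textbf{5} (1968).

\bibitem{Matveev}
Vladimir~S. Matveev, \emph{Real-analyticity of 2-dimensional superintegrable metrics and solution of two Bolsinov--Kozlov--Fomenko conjectures}, arXiv:2501.18485 (2025).

\end{thebibliography}
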